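\title{Superpositions of random product states: robustly non-maximal geometric entanglement with logarithmic LOCC work}

\begin{abstract}
The work that adaptive single-qubit measurements extract from a pure state of $N$ qubits is $N\ln 2$ minus the smallest Shannon entropy of the outcome record. It is $o(N)$ whenever the geometric entanglement is $N\ln 2-o(N)$. We show that the converse fails in a robust sense. A superposition of $e^{\gamma N}$ independent Haar-random product states with $\ln 2-\frac12<\gamma<\ln 2$ has, with probability tending to one, extractable work $O(\ln N)$, while every state whose fidelity with it is bounded below has geometric entanglement at most $\gamma N+O(1)$. For $\gamma<\ln2-\frac12$ the same ensemble yields extensive work. In the other direction, a family of states all of whose neighbors have geometric entanglement at most $gN$ with $g<\ln\frac98$ always yields extensive work.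
\end{abstract}

\section{The question and the results}\label{sec:intro}

\subsection{Extractable work and geometric entanglement}

We consider families $\psi_N$, $N=1,2,\dots$, of pure states of $N$ qubits, that is, unit vectors in $(\mathbb C^2)^{\otimes N}$, as $N\to\infty$. The Hamiltonian is trivial, the heat bath has $k_BT=1$, logarithms are natural, and $H(P)=-\sum_\sigma P(\sigma)\ln P(\sigma)$ is the Shannon entropy. A \emph{product vector} is a tensor product of $N$ vectors of $\mathbb C^2$, and a \emph{product basis} is the tensor product of $N$ orthonormal bases of $\mathbb C^2$, one for each qubit.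

An \emph{$L$-round LOCC protocol} $\Lambda$ runs as follows. In round $\ell=1,\dots,L$ some of the qubits not yet measured are measured, each in an orthonormal basis of $\mathbb C^2$, and the outcomes form a record $y^\ell$. The choice of the qubits and of the bases in round $\ell$ may depend on $y^1,\dots,y^{\ell-1}$. At the end every qubit has been measured exactly once. Writing $H_{\Lambda,\psi}$ for the entropy of the full record $(y^1,\dots,y^L)$ when $\Lambda$ is applied to $\psi$, the \emph{extractable work} is
\[
W^L_{\rm LOCC}(\psi)=N\ln 2-\min_\Lambda H_{\Lambda,\psi},\qquad W_{\rm LOCC}(\psi)=\sup_L W^L_{\rm LOCC}(\psi).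
\]
The first term is the work stored in $N$ qubits whose pure states are known, and the second is the cost of the random record. A product state gives $W_{\rm LOCC}=N\ln2$, because it belongs to a product basis, whereas a uniformly distributed record, which is what the maximally mixed (thermal) state produces, gives nothing. One-round protocols are exactly the measurements in product bases. The work is \emph{subextensive} if $W_{\rm LOCC}(\psi_N)=o(N)$.

The \emph{geometric entanglement} of a state is
\[
E_G(\psi)=-\ln\max_{e}|\langle e|\psi\rangle|^2 ,
\]
the maximum being over product unit vectors $e$. Some computational basis vector has squared overlap at least $2^{-N}$ with $\psi$, so $E_G\le N\ln2$, and a family is \emph{asymptotically maximal} if $E_G(\psi_N)=N\ln2-o(N)$.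

The two quantities look at the same probability distributions. In any protocol a full record has probability $|\langle e|\psi\rangle|^2$, where $e$ is the product of the basis vectors found on the $N$ qubits; conversely, every product unit vector belongs to a product basis. Thus $e^{-E_G(\psi)}$ is the largest probability that any record has in any protocol: $E_G$ is the smallest \emph{min-entropy} $-\ln\max_\sigma P(\sigma)$ of a record, while $N\ln2-W_{\rm LOCC}$ is the smallest Shannon entropy. The Shannon entropy is an average of $-\ln P(\sigma)$ and the min-entropy is its minimum, so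
\begin{equation}\label{eq:basic}
W_{\rm LOCC}(\psi)\le N\ln 2-E_G(\psi).
\end{equation}
Equality can hold. For $(|0\rangle^{\otimes N}+|1\rangle^{\otimes N})/\sqrt2$ with $N\ge2$, the overlap with $\bigotimes_j(a_j|0\rangle+b_j|1\rangle)$ has modulus at most $(|a_1a_2|+|b_1b_2|)/\sqrt2\le1/\sqrt2$, so $E_G=\ln2$, and the computational basis gives $H=\ln2$.

For a graph $G$ on $N$ vertices let $|G\rangle=\prod_{(i,j)\in E(G)}CZ_{ij}|+\rangle^{\otimes N}$ be its graph state; a random graph state has $G$ drawn from the Erd\H{o}s--R\'enyi distribution $G(N,1/2)$. Three facts are known.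
\begin{itemize}
\item[(F1)] Every asymptotically maximal family has $W_{\rm LOCC}=o(N)$. This applies, with high probability, to Haar-random states and to random graph states.
\item[(F2)] If $G$ is $r$-regular with $r=O(1)$, then $W_{\rm LOCC}(|G\rangle)\ge N\ln2/(r+1)=\Theta(N)$.
\item[(F3)] A state supported on $K<2^{cN}$ computational basis states, with $c<1$ constant, has $W_{\rm LOCC}\ge N\ln2-\ln K=\Theta(N)$.
\end{itemize}
The first sentence of (F1) is \eqref{eq:basic}, and (F2) and (F3) are derived in Example~\ref{ex:sparse}. None of these facts is needed for the theorems below.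

\subsection{The question}

The problem, which comes from \cite{YYS}, is whether the implication in (F1) can be reversed: are there families that are not asymptotically maximal and yet have subextensive work? Since $E_G$ reacts to a single large amplitude, one can lower it by adding an exponentially small component to an asymptotically maximal state, without changing the work to leading order (Example~\ref{ex:cheap}). The following notion excludes this.

\begin{definition}\label{def:robust}
Let $\delta,\eta>0$. A family $\psi_N$ is \emph{robustly non-maximal with constants $\delta,\eta$} if, for all sufficiently large $N$, every $N$-qubit pure state $\varphi$ with $|\langle\varphi|\psi_N\rangle|^2\ge1-\eta$ satisfies $E_G(\varphi)\le(\ln2-\delta)N$.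
\end{definition}

\noindent\textbf{Question.} Is there a robustly non-maximal family with $W_{\rm LOCC}(\psi_N)=o(N)$?

\medskip
Two observations suggest the answer no. The states in (F2) and (F3) are robustly non-maximal, and their work is extensive. More seriously, a distribution on $2^N$ points with entropy $N\ln2-o(N)$ puts only $o(1)$ of its mass on points of probability larger than $2^{-N}e^{\epsilon N}$. So if the work is subextensive, then for each product basis $b$ one can delete the large amplitudes of $\psi_N$ and obtain a nearby state $\varphi_b$ that is flat \emph{in the basis $b$} (Lemma~\ref{lem:smooth}). If one state $\varphi$ did this for all $b$ at once, it would have $E_G(\varphi)\ge(\ln2-\epsilon)N-o(1)$, and robust non-maximality would fail. The question is therefore whether ``for every $b$ there is $\varphi$'' can be upgraded to ``there is $\varphi$ for every $b$''. It cannot, although averaging $\varphi_b$ over $b$ recovers a part of the statement.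

\subsection{Results}

Put
\[
a=\ln2-\tfrac12\approx0.193 .
\]
Fix $\gamma>0$. Let $p_{ij}$ ($1\le i\le M$, $1\le j\le N$) be independent and uniformly distributed on the unit sphere of $\mathbb C^2$, and set
\begin{equation}\label{eq:ensemble}
M=\lfloor e^{\gamma N}\rfloor,\qquad p_i=\bigotimes_{j=1}^Np_{ij},\qquad \Psi=M^{-1/2}\sum_{i=1}^Mp_i,\qquad \psi_N=\Psi/\|\Psi\| .
\end{equation}
We call the $p_i$ the \emph{components} of $\psi_N$.

\begin{theorem}\label{thm:main}
Fix $\gamma\in(a,\ln2)$. With probability tending to $1$ as $N\to\infty$, the following hold.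
\begin{enumerate}
\item[(i)] For every $\eta\in(0,1)$ and every state $\varphi$ with $|\langle\varphi|\psi_N\rangle|^2\ge1-\eta$,
\[E_G(\varphi)\le\gamma N+\ln2+\ln\frac1{1-\eta}.\]
\item[(ii)] $W_{\rm LOCC}(\psi_N)\le2\ln N+2\ln\ln N+O(1)$.
\item[(iii)] $E_G(\psi_N)=\gamma N+O(\ln N)$.
\end{enumerate}
\end{theorem}

The constant $a$ is the exact threshold for this ensemble.

\begin{theorem}\label{thm:threshold}
Fix $0<\gamma<a$ and $\epsilon>0$. With probability tending to $1$, $W^1_{\rm LOCC}(\psi_N)\ge(a-\gamma-\epsilon)N-O(1)$, and this much work is obtained by measuring every qubit in the computational basis.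
\end{theorem}

The third result holds for arbitrary states and limits how far any construction can go.

\begin{theorem}\label{thm:converse}
Let $\psi$ be any $N$-qubit state, $w=W^1_{\rm LOCC}(\psi)$ and $\epsilon>0$, and suppose that $\nu=(w+1/e)/(\epsilon N)<1$. Then some state $\varphi$ satisfies
\[
|\langle\varphi|\psi\rangle|^2\ge(1-\nu)^2,\qquad E_G(\varphi)\ge\big(\ln\tfrac98-\epsilon\big)N+2\ln(1-\nu).
\]
Consequently, let $g<\ln\frac98$ and $0<\eta<1$, and suppose that for all large $N$ every $\varphi$ with $|\langle\varphi|\psi_N\rangle|^2\ge1-\eta$ has $E_G(\varphi)\le gN$. Then for each $\epsilon\in(0,\ln\frac98-g)$ and all large $N$, $W_{\rm LOCC}(\psi_N)\ge\frac{\eta\epsilon}2N-\frac1e$, which is extensive.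
\end{theorem}

\begin{corollary}\label{cor:answer}
The answer to the Question is yes. For every $\delta\in(0,\frac12)$ there is a family with $W_{\rm LOCC}(\psi_N)=O(\ln N)$ that is robustly non-maximal with constants $\delta,\eta$ for every $\eta\in(0,1)$. For $\delta>\ln\frac{16}9\approx0.575$ and any $\eta>0$, robust non-maximality with constants $\delta,\eta$ is incompatible with $W_{\rm LOCC}(\psi_N)=o(N)$.
\end{corollary}

\begin{proof}
If $0<\delta<\frac12$, then $a<\ln2-\delta$, and we choose $\gamma\in(a,\ln2-\delta)$. For each large $N$ the properties in Theorem~\ref{thm:main} have positive probability; fix one realization $\psi_N$ that has them. For fixed $\eta<1$ the bound in (i) is at most $(\ln2-\delta)N$ once $N$ is large. If $\delta>\ln\frac{16}9$, then $g=\ln2-\delta<\ln\frac98$. Decreasing $\eta$ weakens Definition~\ref{def:robust}, so we may assume $\eta<1$, and Theorem~\ref{thm:converse} applies.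
\end{proof}

We do not determine what happens for $\delta\in[\frac12,\ln\frac{16}9]$.

Section~\ref{sec:trees} rewrites protocols as trees and proves two elementary lemmas, one for each side of the Question. Section~\ref{sec:threshold} explains the constant $a$, proves Theorem~\ref{thm:threshold}, and works out a simple adaptive strategy in which the estimates behind Theorem~\ref{thm:main}(ii) are already visible. Theorem~\ref{thm:main} is proved in Sections~\ref{sec:tools} and~\ref{sec:main}, and Theorem~\ref{thm:converse} in Section~\ref{sec:converse}.

\section{Measurement trees, flat amplitudes and short decompositions}\label{sec:trees}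

\subsection{Protocols as trees}

A \emph{measurement tree} $\mathcal T$ is the complete binary tree of depth $N$ in which each internal node $x$ carries a qubit $j(x)$, different from the qubits carried by the ancestors of $x$, and an ordered orthonormal basis $(u_0(x),u_1(x))$ of $\mathbb C^2$; the two children of $x$ correspond to the two outcomes. A \emph{path of length $l$} is a sequence
\[
\pi=\big((j_1,v_1),\dots,(j_l,v_l)\big)
\]
of distinct qubits $j_m$ and unit vectors $v_m\in\mathbb C^2$. We write $S(\pi)=\{j_1,\dots,j_l\}$, and $e_\pi$ for the product vector on the qubits in $S(\pi)$ with $v_m$ on qubit $j_m$. A node of $\mathcal T$ at depth $l$ determines the path of length $l$ that lists the qubits measured and the basis vectors found on the way down, and we identify the node with this path. Leaves are paths $\sigma$ of length $N$. We write $\sigma_{\le l}$ for the first $l$ entries of $\sigma$, and $e_{\sigma,>l}$ for the product of the remaining vectors, so that $e_\sigma=e_{\sigma_{\le l}}\otimes e_{\sigma,>l}$.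

Performing the measurements of each round one after another turns a protocol into a tree whose leaves are the full records (on records of probability zero the protocol is completed arbitrarily). The projections act on different qubits and commute, so the leaf $\sigma$ has probability $|\langle e_\sigma|\psi\rangle|^2$. Conversely, a tree is an $N$-round protocol. Hence
\begin{equation}\label{eq:Wtree}
W_{\rm LOCC}(\psi)=N\ln2-\min_{\mathcal T}H\big(|\alpha_{\mathcal T}|^2\big),\qquad \alpha_{\mathcal T}(\sigma)=\langle e_\sigma|\psi\rangle ,
\end{equation}
where the minimum exists because the set of trees is compact and the entropy is continuous.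

\begin{lemma}\label{lem:onb}
Let $\pi$ be a node of $\mathcal T$ at depth $l$ and $S=S(\pi)$. The vectors $e_{\sigma,>l}$, with $\sigma$ ranging over the leaves below $\pi$, form an orthonormal basis of $(\mathbb C^2)^{\otimes S^c}$. In particular the $e_\sigma$ form an orthonormal basis of $(\mathbb C^2)^{\otimes N}$.
\end{lemma}

\begin{proof}
We use downward induction on $l$; for $l=N$ the space is $\mathbb C$ and the vector is $1$. Let $\pi$ carry the qubit $j$ and the basis $(u_0,u_1)$. By induction the two children provide orthonormal bases $\mathcal B_0,\mathcal B_1$ of $(\mathbb C^2)^{\otimes S^c\setminus\{j\}}$, and the vectors attached to $\pi$ are those of $(u_0\otimes\mathcal B_0)\cup(u_1\otimes\mathcal B_1)$, which is an orthonormal basis.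
\end{proof}

\subsection{A lower bound for the entropy}

To bound the work from above we do not need all amplitudes to be small. It suffices that they are small up to an error of small total weight.

\begin{lemma}\label{lem:flat}
Let $\alpha=f+r$ be a unit vector in $\mathbb C^n$ with $|f(\sigma)|\le g$ for all $\sigma$ and $\|r\|^2\le\rho$, where $0<g\le\frac12$. Then $H(|\alpha|^2)\ge(1-4\rho)\ln\dfrac1{4g^2}$.
\end{lemma}

\begin{proof}
Let $P=|\alpha|^2$ and $\mathfrak B=\{\sigma:|r(\sigma)|>g\}$. On $\mathfrak B$ we have $|\alpha|\le g+|r|<2|r|$, so $P(\mathfrak B)\le4\rho$. Off $\mathfrak B$ we have $P\le4g^2\le1$. Keeping only the terms $\sigma\notin\mathfrak B$ of the entropy gives $H(P)\ge(1-P(\mathfrak B))\ln\frac1{4g^2}$.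
\end{proof}

\begin{example}[Why robustness is required]\label{ex:cheap}
Let $\chi_N$ be asymptotically maximal, as in (F1), let $0<c<\ln2$, and write $o=|0\rangle^{\otimes N}$. Put $\Phi=\chi_N+\omega e^{-cN/2}o$, where the phase $\omega$ is chosen so that $\bar\omega\langle o|\chi_N\rangle\ge0$, and let $\phi_N=\Phi/\|\Phi\|$. Then $1\le\|\Phi\|\le2$ and $|\langle o|\Phi\rangle|\ge e^{-cN/2}$, so $E_G(\phi_N)\le cN+\ln4$. In any tree, Lemmas~\ref{lem:onb} and~\ref{lem:flat} apply with $g^2=e^{-E_G(\chi_N)}$ and $\rho=e^{-cN}$, and give $H\ge(1-4e^{-cN})(E_G(\chi_N)-\ln4)=N\ln2-o(N)$. So $\phi_N$ is not asymptotically maximal and has subextensive work. It is not robustly non-maximal, since $|\langle\chi_N|\phi_N\rangle|\to1$.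
\end{example}

\subsection{A certificate of robust non-maximality}

Definition~\ref{def:robust} quantifies over all neighbors of $\psi_N$. A decomposition into few product vectors controls all of them at once.

\begin{lemma}\label{lem:decomp}
Let $\Phi=\sum_ic_iq_i\neq0$ with product unit vectors $q_i$, and let $\varphi$ be a state with $|\langle\varphi|\Phi\rangle|^2\ge(1-\eta)\|\Phi\|^2$, $\eta<1$. Then
\[
E_G(\varphi)\le2\ln\frac{\sum_i|c_i|}{\|\Phi\|}+\ln\frac1{1-\eta}.
\]
\end{lemma}

\begin{proof}
$\sqrt{1-\eta}\,\|\Phi\|\le|\langle\varphi|\Phi\rangle|\le\sum_i|c_i|\cdot\max_i|\langle\varphi|q_i\rangle|\le\sum_i|c_i|\cdot e^{-E_G(\varphi)/2}$.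
\end{proof}

\begin{example}[All components in one basis]\label{ex:sparse}
Let $\psi$ be supported on $K\le2^{cN}$ elements of a product basis $b$, with $c<1$. By Cauchy--Schwarz $\sum_i|c_i|\le\sqrt K$, so Lemma~\ref{lem:decomp} gives robust non-maximality for every $\delta<(1-c)\ln2$. But the measurement in $b$ has at most $K$ possible outcomes, so $W^1_{\rm LOCC}\ge N\ln2-\ln K$, which is (F3). Fact (F2) is the same phenomenon. Repeatedly picking a vertex and deleting it with its neighbors produces a set $I$ of pairwise nonadjacent vertices with $|I|\ge N/(r+1)$. Expanding the qubits outside $I$ in the computational basis,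
\[
|G\rangle=2^{-(N-|I|)/2}\sum_{z\in\{0,1\}^{I^c}}\pm|z\rangle\otimes\bigotimes_{j\in I}Z^{s_j(z)}|+\rangle,
\]
where $s_j(z)$ is the sum of $z_i$ over the neighbors $i$ of $j$. Since $Z|+\rangle=|-\rangle$, the state is supported on $K=2^{N-|I|}$ elements of a product basis.
\end{example}

In these examples a single basis is adapted to all components. The ensemble \eqref{eq:ensemble} keeps the short decomposition and points the components in independent directions, so that no protocol should be adapted to a substantial fraction of them.

\section{The constant $\ln2-\frac12$}\label{sec:threshold}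

\subsection{One random qubit in a fixed basis}

Let $v\in\mathbb C^2$ be a unit vector and $p$ uniform on the unit sphere of $\mathbb C^2$. Then $u=|\langle v|p\rangle|^2$ is uniform on $[0,1]$: by unitary invariance take $v=|0\rangle$ and $p=(g_0,g_1)/\|g\|$ with independent standard complex Gaussians, so that $u=|g_0|^2/(|g_0|^2+|g_1|^2)$ is the ratio of one exponential variable to the sum of two independent ones. Consequently $-\ln u$ is exponential of rate $1$. The law of $p$ is also invariant under $p\mapsto\omega p$ for $|\omega|=1$.

Measuring $p$ in a fixed basis produces, on average, the entropy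
\[
\mathbb E\big[-u\ln u-(1-u)\ln(1-u)\big]=2\int_0^1(-u\ln u)\,du=\tfrac12 .
\]
So $a=\ln2-\frac12$ is the mean work from a random pure qubit measured in a basis that ignores its direction. A random product state, written in the computational basis, is therefore spread over about $e^{N/2}$ strings of weight about $e^{-N/2}$ each, and $M$ such states can cover all $2^N$ strings only if $Me^{N/2}\ge2^N$, that is, $\gamma\ge a$.

To make this quantitative, define for a path $\pi=((j_m,v_m))_{m\le l}$ and a component $p_i$
\[
Z(\pi,i)=-\ln|\langle e_\pi|p_{i,S(\pi)}\rangle|^2=-\sum_{m=1}^l\ln|\langle v_m|p_{i,j_m}\rangle|^2,\qquad p_{i,S}=\bigotimes_{j\in S}p_{ij}.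
\]
Thus $e^{-Z(\pi,i)}$ is the weight that $p_i$ gives to the node $\pi$. For fixed $\pi$, $Z(\pi,i)$ is a sum of $l$ independent exponential variables of rate $1$ and is typically close to $l$. What matters, however, is its distribution weighted by $e^{-Z}$, and under this weighting the typical value is $l/2$.

\begin{lemma}\label{lem:tilt}
Let $Z_l$ and $\Gamma_l$ be sums of $l$ independent exponential variables of rate $1$ and rate $2$, respectively. For every Borel set $F\subset\mathbb R$,
\begin{equation}\label{eq:tilt}
\mathbb E\big[e^{-Z_l}\mathbf1(Z_l\in F)\big]=2^{-l}\Pr[\Gamma_l\in F].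
\end{equation}
Moreover $\Pr[\Gamma_l<(\frac12-\epsilon)l]\le e^{-\kappa l}$ for $0<\epsilon<\frac12$, with $\kappa=-2\epsilon-\ln(1-2\epsilon)\ge2\epsilon^2$, and $\Pr[\Gamma_l>(\frac12+\epsilon)l]\le e^{-\kappa'l}$ for $\epsilon>0$, with $\kappa'=2\epsilon-\ln(1+2\epsilon)>0$.
\end{lemma}

\begin{proof}
For each summand, weight times density is $e^{-z}e^{-z}=\frac12\cdot2e^{-2z}$, which gives \eqref{eq:tilt}. We have $\mathbb Ee^{-s\Gamma_l}=(1+s/2)^{-l}$ for $s>-2$. Markov's inequality with $s=4\epsilon/(1-2\epsilon)$, for which $s(\frac12-\epsilon)=2\epsilon$ and $1+s/2=(1-2\epsilon)^{-1}$, gives $\Pr[\Gamma_l<(\frac12-\epsilon)l]\le(e^{2\epsilon}(1-2\epsilon))^l$. With $s=-4\epsilon/(1+2\epsilon)$, for which $s(\frac12+\epsilon)=-2\epsilon$ and $1+s/2=(1+2\epsilon)^{-1}$, it gives $\Pr[\Gamma_l>(\frac12+\epsilon)l]\le(e^{-2\epsilon}(1+2\epsilon))^l$. Finally $-x-\ln(1-x)\ge x^2/2$ for $0<x<1$ and $\ln(1+x)<x$ for $x>0$.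
\end{proof}

The normalization in \eqref{eq:ensemble} is harmless.

\begin{lemma}\label{lem:norm}
For every $M\ge1$, $\Pr[\|\Psi\|^2\ge\frac12]\ge1-4\cdot2^{-N}$.
\end{lemma}

\begin{proof}
We have $\|\Psi\|^2-1=M^{-1}\sum_{i\ne i'}\langle p_i|p_{i'}\rangle$. In the square, consider a term $\langle p_i|p_{i'}\rangle\langle p_k|p_{k'}\rangle$ with $i\ne i'$, $k\ne k'$. Multiplying one component by a phase preserves the joint law, so the expectation vanishes unless each index occurs equally often on the left and on the right, which forces $k'=i$ and $k=i'$. The surviving terms equal $\mathbb E|\langle p_i|p_{i'}\rangle|^2=(\mathbb Eu)^N=2^{-N}$. Hence $\mathbb E(\|\Psi\|^2-1)^2=M^{-2}M(M-1)2^{-N}\le2^{-N}$, and Chebyshev's inequality concludes.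
\end{proof}

\subsection{Below the threshold: proof of Theorem~\ref{thm:threshold}}

We show that nearly all the weight of $\psi_N$ sits on the union of the typical supports of the components. Let $y$ range over the computational basis, put $\lambda=e^{-(\frac12+\epsilon)N}$, and let
\[
A=\bigcup_{i=1}^M\{y:|\langle y|p_i\rangle|^2\ge\lambda\}.
\]
The weights $|\langle y|p_i\rangle|^2$ sum to $1$, so each set in the union has at most $1/\lambda$ elements and $|A|\le e^{(\gamma+\frac12+\epsilon)N}$. Let $\Pi_i$ be the projection onto the span of the $y$ with $|\langle y|p_i\rangle|^2<\lambda$, and let $R=M^{-1/2}\sum_i\Pi_ip_i$. If $y\notin A$, then $\langle y|\Pi_ip_i\rangle=\langle y|p_i\rangle$ for all $i$, so $\langle y|\Psi\rangle=\langle y|R\rangle$. The vectors $\Pi_ip_i$ are independent, and they have mean zero because $p_i\mapsto-p_i$ preserves the law and $\Pi_i$. The cross terms in $\mathbb E\|R\|^2$ therefore vanish, and Lemma~\ref{lem:tilt} gives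
\[
\mathbb E\|R\|^2=\mathbb E\|\Pi_1p_1\|^2=2^N\,\mathbb E\big[e^{-Z_N}\mathbf1\big(Z_N>(\tfrac12+\epsilon)N\big)\big]\le e^{-\kappa'N}.
\]
By Markov's inequality and Lemma~\ref{lem:norm}, with probability tending to $1$ both $\|R\|^2\le e^{-\kappa'N/2}$ and $\|\Psi\|^2\ge\frac12$, so that the probability $q$ of an outcome outside $A$ is at most $2e^{-\kappa'N/2}$. Conditioning on whether the outcome lies in $A$,
\[
H\le\ln2+(1-q)\ln|A|+qN\ln2\le(\gamma+\tfrac12+\epsilon)N+O(1),
\]
and $W^1_{\rm LOCC}(\psi_N)\ge N\ln2-H\ge(a-\gamma-\epsilon)N-O(1)$. \hfill$\square$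

\subsection{Above the threshold: a two-stage strategy}\label{sec:model}

Now let $\gamma=a+2\epsilon$ with $0<\epsilon<\frac14$, and put $\theta=\frac12-\epsilon$. A protocol is chosen with full knowledge of the components, and it can aim at one of them: measuring each qubit $j$ in a basis containing $p_{1j}$ sends $p_1$ to a single leaf, to which it contributes the amplitude $M^{-1/2}\gg2^{-N/2}$. One such leaf does not affect the entropy. A tree, however, has $2^N>M$ leaves, and by adapting it could try to aim at different components in different branches. The simplest such strategy measures the first $l$ qubits in the computational basis and, on seeing $y\in\{0,1\}^l$, picks an index $i(y)$ and measures the other qubits in bases containing $p_{i(y),j}$. Neglecting interference between components, the weight that it concentrates on $2^l$ leaves is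
\[
C=\frac1M\sum_{y\in\{0,1\}^l}e^{-Z(y,i(y))} .
\]
Separate the $y$ with $Z(y,i(y))\ge\theta l$ from the others. For any choice of $i(\cdot)$,
\begin{equation}\label{eq:model}
C\le\frac{2^le^{-\theta l}}M+\frac1M\sum_{i=1}^M\sum_ye^{-Z(y,i)}\mathbf1\big(Z(y,i)<\theta l\big).
\end{equation}
Since $M\ge\frac12e^{(a+2\epsilon)N}$ and $2^le^{-\theta l}=e^{(a+\epsilon)l}$, the first term is at most $2e^{-\epsilon N}$ for all $l\le N$: a typical component is diluted over so many nodes that one component per node carries too little weight. The second term has expectation $\Pr[\Gamma_l<\theta l]\le e^{-\kappa l}$ by Lemma~\ref{lem:tilt}: components that are atypically heavy at a node carry little weight in total. This is useful only for $l\ge\epsilon N$, say; for smaller $l$ the trivial bound $C\le2^l/M$ is exponentially small. So the strategy captures an exponentially small weight, whatever $l$ is.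

These three bounds are the quantitative content of Theorem~\ref{thm:main}(ii). A proof must in addition allow first-stage bases that are adaptive and depend on the components, a switching time $l$ that is not fixed in advance, and interference. The next section prepares the tools for the first and the third point; a stopping time will handle the second.

\section{Discretization and concentration}\label{sec:tools}

\subsection{Finitely many bases suffice}

Identify an ordered basis $(u_0,u_1)$ of $\mathbb C^2$ with the unitary $U=|0\rangle\langle u_0|+|1\rangle\langle u_1|$. Let $\mathcal U_N\subset U(2)$ be a maximal set whose points are at mutual operator-norm distance greater than $N^{-2}$. By maximality every unitary is within $N^{-2}$ of $\mathcal U_N$. The operator-norm balls of radius $\frac12N^{-2}$ around the points of $\mathcal U_N$ are disjoint and lie in the ball of radius $1+\frac12N^{-2}$ of the $8$-dimensional real space of $2\times2$ complex matrices, so comparing volumes gives $|\mathcal U_N|\le(1+2N^2)^8\le(3N^2)^8$. Let $\mathcal V$ be the set of basis vectors that occur in $\mathcal U_N$; then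 $|\mathcal V|\le2(3N^2)^8\le2^{14}N^{16}$. Every unit vector $v\in\mathbb C^2$ is within $N^{-2}$ of $\mathcal V$: complete $v=u_0$ to a basis $U$, take $U'\in\mathcal U_N$ close to $U$, and use $u_0-u_0'=(U-U')^\dagger|0\rangle$.

A tree has $2^N-1$ bases, but their errors do not add up, because different nodes at the same depth act on orthogonal parts of the state.

\begin{lemma}\label{lem:net}
Let $\mathcal T'$ be obtained from $\mathcal T$ by replacing each basis with a basis from $\mathcal U_N$ at distance at most $N^{-2}$. For every unit vector $\psi$, the leaf amplitudes satisfy $\|\alpha_{\mathcal T}-\alpha_{\mathcal T'}\|\le1/N$, leaves being matched by their position in the binary tree.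
\end{lemma}

\begin{proof}
Let $\mathcal T_m$ use the new bases at depths less than $m$ and the old ones at depths at least $m$, so $\mathcal T_0=\mathcal T$ and $\mathcal T_N=\mathcal T'$. The trees $\mathcal T_m$ and $\mathcal T_{m+1}$ have the same nodes $\pi$ at depth $m$, with the same unnormalized conditional states $\psi_\pi=(\langle e_\pi|\otimes I)\psi$, and $\sum_\pi\|\psi_\pi\|^2=1$ by Lemma~\ref{lem:onb}. The amplitudes of the leaves below $\pi$ are obtained from $\psi_\pi$ by applying the unitary $U$ (in $\mathcal T_m$) or $U'$ (in $\mathcal T_{m+1}$) to the qubit carried by $\pi$ and then, for each of the two values of that qubit, expanding in the orthonormal basis given by the subtree of the corresponding child. The second step is a unitary map, the same in both trees. So the amplitudes below $\pi$ differ by at most $N^{-2}\|\psi_\pi\|$ in norm, whence $\|\alpha_{\mathcal T_m}-\alpha_{\mathcal T_{m+1}}\|\le N^{-2}$. Sum over $m=0,\dots,N-1$.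
\end{proof}

\subsection{Bernstein's inequality in a Hilbert space}

Interference is controlled by the fact that a sum of independent centered terms is of the order of the square root of its variance unless single terms are large. We need this for vector-valued sums, with no dependence on the dimension, which will be exponential in $N$.

\begin{lemma}\label{lem:bernstein}
Let $X_1,\dots,X_M$ be independent mean-zero random vectors in a finite-dimensional Hilbert space with $\|X_i\|\le b$ and $\sum_i\mathbb E\|X_i\|^2\le V$, where $b,V>0$. For all $t>0$,
\[
\Pr\Big[\Big\|\sum_iX_i\Big\|\ge2\sqrt{Vt}+2bt\Big]\le2e^{-t}.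
\]
In particular, for $t\ge1$, $\|\sum_iX_i\|^2\le8t^2(V+b^2)$ with probability at least $1-2e^{-t}$.
\end{lemma}

\begin{proof}
We follow Pinelis' method, in which $\cosh(\lambda\|x\|)$ replaces the exponential of the scalar proof. Regard the space as real, with inner product $\mathrm{Re}\langle\cdot,\cdot\rangle$. The function $G(x)=\cosh(\lambda\|x\|)$ is a power series in $\|x\|^2$, hence smooth. For $r=\|x\|>0$ and $c=\mathrm{Re}\langle h,x\rangle/r$, the radial and tangential second derivatives give
\[
D^2G(x)[h,h]=\lambda^2\cosh(\lambda r)\,c^2+\frac{\lambda\sinh(\lambda r)}r\big(\|h\|^2-c^2\big)\le\lambda^2\|h\|^2\cosh(\lambda r),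
\]
because $\sinh z\le z\cosh z$ for $z\ge0$; the bound extends to $x=0$ by continuity. Fix $x$ and let $X$ have mean zero. In Taylor's formula with integral remainder the first-order term has zero expectation, and $\cosh(\lambda\|x+sX\|)\le\cosh(\lambda\|x\|)e^{\lambda s\|X\|}$ for $s\ge0$. Since $\int_0^1(1-s)z^2e^{sz}ds=e^z-1-z$,
\[
\mathbb E\,G(x+X)\le G(x)\Big(1+\mathbb E\big[e^{\lambda\|X\|}-1-\lambda\|X\|\big]\Big).
\]
If $\lambda\|X\|\le1$, then $e^z-1-z\le z^2$ on $[0,1]$ bounds the right side by $G(x)\exp(\lambda^2\mathbb E\|X\|^2)$. For $\lambda b\le1$, conditioning successively on the partial sums gives $\mathbb E\,G(\sum_iX_i)\le e^{\lambda^2V}$, and $\cosh z\ge e^z/2$ gives $\Pr[\|\sum_iX_i\|\ge r]\le2e^{-\lambda r+\lambda^2V}$. Take $r=2\sqrt{Vt}+2bt$ and $\lambda=\min(\sqrt{t/V},1/b)$. Then $\lambda^2V\le t$, and $\lambda r\ge2t$, from the first term of $r$ if $\lambda=\sqrt{t/V}$ and from the second if $\lambda=1/b$. The last claim follows from $r^2\le8(Vt+b^2t^2)$.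
\end{proof}

\section{Proof of Theorem~\ref{thm:main}}\label{sec:main}

Throughout this section $N\ge2$ and
\[
\epsilon=\frac{\gamma-a}2\in(0,\tfrac14),\qquad\theta=\tfrac12-\epsilon,\qquad l_0=\lceil\epsilon N\rceil,\qquad t=64N\ln N,
\]
$\kappa>0$ is as in Lemma~\ref{lem:tilt}, and $\frac12e^{(a+2\epsilon)N}\le M\le2^N$.

\emph{Part (i)} holds whenever $\|\Psi\|^2\ge\frac12$: in Lemma~\ref{lem:decomp} we have $\sum_i|c_i|=M^{1/2}$, so the first term is at most $\ln(2M)\le\gamma N+\ln2$.

\subsection{Paths instead of trees, and a stopping time}

Part (ii) is a statement about all trees at once. Even after discretization their number is doubly exponential in $N$, and a union bound over trees would require $t\gtrsim2^N$ in Lemma~\ref{lem:bernstein}, which destroys every estimate. Paths are far fewer. Call a path a \emph{$\mathcal V$-path} if all its vectors lie in $\mathcal V$. Each entry has at most $N|\mathcal V|\le2^{14}N^{17}\le N^{31}$ values, so there are at most $N\cdot N^{31N}\le N^{32N}=e^{t/2}$ $\mathcal V$-paths of lengths $1,\dots,N$ together, and a union bound over them costs only the polynomial factor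 $t^2$. We therefore look for estimates that concern one path at a time and that a tree can only add up.

Following Lemma~\ref{lem:flat}, we split the amplitude of a leaf $\sigma$ into a flat part and an error. A first attempt puts into the error the components with $Z(\sigma,i)<\theta N$. Lemma~\ref{lem:bernstein} bounds the squared error at one leaf by $8t^2(2^{-N}e^{-\kappa N}+1/M)$. The term $1/M$ is genuine, since a path can aim at a component, and summed over $2^N$ leaves it gives $2^N/M\gg1$. The remedy is to remove a component at the \emph{first} depth $l$ at which it becomes atypically heavy. One step earlier it was typical, so its weight at the node is still at most $e^{-\theta(l-1)}$, the situation of the first term in \eqref{eq:model}. What the subtree then does with it is irrelevant: by Lemma~\ref{lem:onb} the subtree can redistribute the squared norm of the removed vector among its leaves but cannot change it. This is why a vector-valued inequality is needed.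

For a path $\sigma$ of length $N$ define
\[
\tau(\sigma,i)=\min\{l:\ l_0\le l\le N,\ Z(\sigma_{\le l},i)<\theta l\},
\]
with $\tau=\infty$ if there is no such $l$. The event $\tau(\sigma,i)=l$ depends only on $\pi=\sigma_{\le l}$; we then say that \emph{$i$ stops at $\pi$}. For $\sigma$ of length $N$, and for $\pi$ of length $l\in[l_0,N]$ with $S=S(\pi)$, put
\begin{align*}
A_\infty(\sigma)&=M^{-1/2}\sum_i\mathbf1[\tau(\sigma,i)=\infty]\,\langle e_\sigma|p_i\rangle,\\
R_\pi&=M^{-1/2}\sum_i\mathbf1[i\text{ stops at }\pi]\,\langle e_\pi|p_{i,S}\rangle\,p_{i,S^c}\ \in(\mathbb C^2)^{\otimes S^c}.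
\end{align*}
Sorting the components by the value of $\tau(\sigma,i)$ and using $\langle e_\sigma|p_i\rangle=\langle e_{\sigma_{\le l}}|p_{i,S}\rangle\langle e_{\sigma,>l}|p_{i,S^c}\rangle$, we obtain
\begin{equation}\label{eq:split}
\langle e_\sigma|\Psi\rangle=A_\infty(\sigma)+\sum_{l=l_0}^NA_l(\sigma),\qquad A_l(\sigma)=\langle e_{\sigma,>l}|R_{\sigma_{\le l}}\rangle .
\end{equation}

\begin{lemma}\label{lem:uniform}
Let $\beta=8t^2(e^{-\kappa\epsilon N}+4e^{-\epsilon N})$. With probability at least $1-6e^{-t/2}$, the following hold for all $\mathcal V$-paths $\sigma$ of length $N$ and all $\mathcal V$-paths $\pi$ of length $l\in[l_0,N]$: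
\[
\text{\rm(a)}\ |A_\infty(\sigma)|^2\le24t^2\,2^{-N},\qquad\text{\rm(b)}\ \|R_\pi\|^2\le2^{-l}\beta,\qquad\text{\rm(c)}\ |\langle e_\sigma|\Psi\rangle|^2\le16t^2/M .
\]
\end{lemma}

\begin{proof}
For a fixed path, each of the three quantities is a sum of $M$ independent terms. Each term has mean zero: replacing $p_{i,j_1}$ by $-p_{i,j_1}$ preserves the law and all the $Z$'s, hence the indicators, and reverses the sign of the $i$th term (in (b), $j_1\in S$ because $l\ge l_0\ge1$). We apply Lemma~\ref{lem:bernstein} at most $3e^{t/2}$ times, each time with failure probability at most $2e^{-t}$. It remains to find $V$ and $b^2$.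

(a) Since $\mathbb E|\langle e_\sigma|p_i\rangle|^2=2^{-N}$, we may take $V=2^{-N}$. If $\tau=\infty$, then $Z(\sigma,i)\ge\theta N$, so
\[
b^2=\frac{e^{-\theta N}}M\le2e^{(-\frac12+\epsilon-a-2\epsilon)N}=2\cdot2^{-N}e^{-\epsilon N},
\]
and $8t^2(V+b^2)\le24t^2\,2^{-N}$.

(b) The $i$th term has squared norm $M^{-1}\mathbf1[i\text{ stops at }\pi]e^{-Z(\pi,i)}$. Stopping at $\pi$ implies $Z(\pi,i)<\theta l$, so by Lemma~\ref{lem:tilt} we may take $V=2^{-l}e^{-\kappa l}\le2^{-l}e^{-\kappa\epsilon N}$. We claim that $b^2=4\cdot2^{-l}e^{-\epsilon N}$ is admissible, which gives (b). Let $l>l_0$. If $i$ stops at $\pi$, it did not stop at depth $l-1\ge l_0$, and $Z$ does not decrease along a path, so $Z(\pi,i)\ge Z(\pi_{\le l-1},i)\ge\theta(l-1)$. Using $e^{-\theta l}=2^{-l}e^{(a+\epsilon)l}$, $l\le N$ and $2e^{\theta}\le2e^{1/2}<4$,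
\[
\frac{e^{-\theta(l-1)}}M\le2e^\theta\,2^{-l}e^{a(l-N)+\epsilon l-2\epsilon N}\le4\cdot2^{-l}e^{-\epsilon N}.
\]
For $l=l_0$ there is no earlier test and we only know $e^{-Z}\le1$. But $2^{l_0}\le2\cdot2^{\epsilon N}$, so
\[
\frac{2^{l_0}}M\le4e^{-(a+2\epsilon-\epsilon\ln2)N}\le4e^{-\epsilon N}.
\]

(c) Take $V=2^{-N}\le1/M$ and $b^2=1/M$.
\end{proof}

From now on we assume (a)--(c) and $\|\Psi\|^2\ge\frac12$, an event of probability tending to $1$ by Lemmas~\ref{lem:norm} and~\ref{lem:uniform}. The rest of the argument is deterministic.

\subsection{Part (ii): the entropy of an arbitrary tree}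

Let $\mathcal T$ be any tree and $\mathcal T'$ a discretization as in Lemma~\ref{lem:net}; all nodes of $\mathcal T'$ are $\mathcal V$-paths. Fix $l\in[l_0,N]$ and group the leaves of $\mathcal T'$ by their ancestor $\pi$ at depth $l$. By \eqref{eq:split}, Lemma~\ref{lem:onb} and (b),
\[
\sum_\sigma|A_l(\sigma)|^2=\sum_{\pi\text{ at depth }l}\|R_\pi\|^2\le2^l\cdot2^{-l}\beta=\beta .
\]
There are at most $N$ values of $l$, so $\|\sum_lA_l\|\le N\sqrt\beta$, which is exponentially small in $N$. The leaf amplitudes of $\psi_N$ in the original tree are thus $\alpha_{\mathcal T}=f+r$, with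
\[
f=\frac{A_\infty}{\|\Psi\|},\qquad r=\frac{\sum_lA_l}{\|\Psi\|}+(\alpha_{\mathcal T}-\alpha_{\mathcal T'}).
\]
By (a), $|f|^2\le g^2:=48t^2\,2^{-N}$, and by Lemma~\ref{lem:net}, $\|r\|\le\sqrt2N\sqrt\beta+1/N\le2/N$ for $N$ large. For $N$ large also $g\le\frac12$, and Lemma~\ref{lem:flat} with $\rho=4/N^2$ gives
\[
H\big(|\alpha_{\mathcal T}|^2\big)\ge\Big(1-\frac{16}{N^2}\Big)\big(N\ln2-\ln(192t^2)\big)\ge N\ln2-\ln(192t^2)-\frac{16\ln2}N .
\]
How large $N$ must be depends only on $\gamma$, not on the tree. By \eqref{eq:Wtree} and $t=64N\ln N$,
\[
W_{\rm LOCC}(\psi_N)\le\ln(192t^2)+\frac{16\ln2}N=2\ln N+2\ln\ln N+O(1).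
\]

\subsection{Part (iii): the geometric entanglement}

The upper bound $E_G(\psi_N)\le\gamma N+\ln2$ is part (i) with $\varphi=\psi_N$ and $\eta\to0$. For the lower bound, let $m$ be the maximum of $|\langle e|\Psi\rangle|$ over product unit vectors, attained at $e=\bigotimes_je_j$. Choose $e_j'\in\mathcal V$ with $\|e_j-e_j'\|\le N^{-2}$ and put $e'=\bigotimes_je'_j$. Then
\[
e-e'=\sum_{j=1}^Ne_1'\otimes\cdots\otimes e'_{j-1}\otimes(e_j-e_j')\otimes e_{j+1}\otimes\cdots\otimes e_N
\]
is a sum of $N$ product vectors of norm at most $N^{-2}$, each of which has overlap at most $mN^{-2}$ with $\Psi$. Hence $m\le|\langle e'|\Psi\rangle|+m/N$. The vector $e'$ is $e_\sigma$ for a $\mathcal V$-path $\sigma$, so (c) gives $m^2\le(1-\frac1N)^{-2}16t^2/M\le64t^2/M$. Therefore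
\[
E_G(\psi_N)=-\ln\frac{m^2}{\|\Psi\|^2}\ge\ln M-\ln(128t^2)=\gamma N-O(\ln N),
\]
which completes the proof of Theorem~\ref{thm:main}. \hfill$\square$

\begin{remark}
The hypothesis $\gamma>a$ enters only through the bounds on $b^2$ in (a) and (b), where it makes one component negligible at the scale $2^{-l}$ of a node; Theorem~\ref{thm:threshold} shows that part (ii) fails for $\gamma<a$. The hypothesis $\gamma<\ln2$ makes part (i) a statement of non-maximality; it also gives $\epsilon<\frac12$, as required in Lemma~\ref{lem:tilt}, and $M\le2^N$ in (c). The starting depth $l_0$ must be proportional to $N$ for $e^{-\kappa l}$ to be small, and small enough for $2^{l_0}/M$ to be small.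
\end{remark}

\section{Averaging over bases: proof of Theorem~\ref{thm:converse}}\label{sec:converse}

We first carry out the smoothing in one basis. For a product basis $b$ let
\[
P_b(y)=|\langle y|\psi\rangle|^2\quad(y\in b),\qquad B_b=\{y\in b:P_b(y)>2^{-N}e^{\epsilon N}\}.
\]

\begin{lemma}\label{lem:smooth}
For every product basis $b$, $P_b(B_b)\le\nu=(w+1/e)/(\epsilon N)$, where $w=W^1_{\rm LOCC}(\psi)$.
\end{lemma}

\begin{proof}
Measuring in $b$ is a one-round protocol, so $\sum_yP_b(y)\ln(2^NP_b(y))=N\ln2-H(P_b)\le w$. The part of the sum over $B_b$ is at least $\epsilon N\,P_b(B_b)$. For the rest, recall the log-sum inequality $\sum_yx_y\ln(x_y/z_y)\ge x\ln(x/z)$ for $x_y\ge0$, $z_y>0$, $x=\sum_yx_y$, $z=\sum_yz_y$. With $x_y=P_b(y)$ and $z_y=2^{-N}$ on the complement of $B_b$ we have $z\le1$, so this part is at least $x\ln x\ge-1/e$.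
\end{proof}

Let $\Pi_b$ be the projection onto the span of $b\setminus B_b$. The vector $\Pi_b\psi$ has squared norm at least $1-\nu$ and is flat in the basis $b$, but nothing controls its overlap with other product vectors. Being close to $\psi$ in the sense $\langle\psi|\Pi_b\psi\rangle\ge1-\nu$ is a linear condition, so it survives averaging over $b$, and the average treats all product vectors alike. Choose the basis of each qubit independently from the Haar measure on $U(2)$, and put
\[
\tilde\psi=\mathbb E_b\,\Pi_b\psi,\qquad\varphi=\tilde\psi/\|\tilde\psi\| .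
\]
Then $\|\tilde\psi\|\le1$ and $\langle\psi|\tilde\psi\rangle=\mathbb E_b[1-P_b(B_b)]\ge1-\nu>0$. The Cauchy--Schwarz inequality gives $\|\tilde\psi\|\ge1-\nu$, and $|\langle\varphi|\psi\rangle|=\langle\psi|\tilde\psi\rangle/\|\tilde\psi\|\ge1-\nu$.

Let $q=\bigotimes_jq_j$ be a product unit vector. For $y\in b\setminus B_b$ we have $|\langle y|\psi\rangle|\le2^{-N/2}e^{\epsilon N/2}$, so
\[
|\langle q|\tilde\psi\rangle|\le2^{-N/2}e^{\epsilon N/2}\,\mathbb E_b\sum_{y\in b}|\langle q|y\rangle| .
\]
If $(u_{j0},u_{j1})$ is the basis of qubit $j$, the sum factorizes as $\prod_j(|\langle q_j|u_{j0}\rangle|+|\langle q_j|u_{j1}\rangle|)$. The factors are independent and each basis vector is uniform on the sphere, so each factor has expectation $2\int_0^1\sqrt u\,du=\frac43$. Therefore $|\langle q|\varphi\rangle|^2\le2^{-N}e^{\epsilon N}(\frac{16}9)^N(1-\nu)^{-2}$ for all $q$, that is,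
\[
E_G(\varphi)\ge\big(\ln2-\ln\tfrac{16}9-\epsilon\big)N+2\ln(1-\nu)=\big(\ln\tfrac98-\epsilon\big)N+2\ln(1-\nu).
\]
The loss $\ln\frac{16}9$ per qubit is the price of averaging: the sum $\sum_y|\langle q|y\rangle|$ equals $1$ when $b$ contains $q$, and $(\frac43)^N$ on average.

For the consequence, fix $0<\epsilon<\ln\frac98-g$, and let $\nu$ be computed from $w=W^1_{\rm LOCC}(\psi_N)$. Suppose $\nu\le\eta/2$. Then $\nu<1$ and $(1-\nu)^2\ge1-2\nu\ge1-\eta$, so for large $N$ the state $\varphi$ constructed above has $E_G(\varphi)\le gN$. Comparing with the lower bound, $(\ln\frac98-\epsilon-g)N\le-2\ln(1-\frac\eta2)$, which is false for large $N$. Hence $\nu>\eta/2$ for all large $N$, that is,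
\[
W_{\rm LOCC}(\psi_N)\ge W^1_{\rm LOCC}(\psi_N)>\frac{\eta\epsilon}2N-\frac1e .
\]
This proves Theorem~\ref{thm:converse}. \hfill$\square$

\begin{thebibliography}{9}
\bibitem{YYS}
Toshihiro Yada, Nobuyuki Yoshioka, Takahiro Sagawa,
``Testing the equivalence to thermal states via extractable work under LOCC'',
arXiv:2601.14789 (2026).
\end{thebibliography}
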